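
\newtheorem{theorem}{Theorem}[section]
\newtheorem{proposition}[theorem]{Proposition}
\newtheorem{lemma}[theorem]{Lemma}
\newtheorem{corollary}[theorem]{Corollary}
\newtheorem*{conjecture}{Conjecture}
\theoremstyle{remark}
\newtheorem{remark}[theorem]{Remark}
\numberwithin{equation}{section}

\title{The discriminant of a Gaussian orthogonal pencil\\ and its independence of the pseudocovariance}


\begin{abstract}
Let $\Delta_n(\lambda)$ be the discriminant of the characteristic polynomial of $A_n+\lambda B_n$, where $A_n,B_n$ are independent $n\times n$ GOE matrices and $\lambda\in\mathbb C$. We prove that, with an absolute constant $C$,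
\[
\mathbb E\Big|\tfrac1{n(n-1)}\log|\Delta_n(\lambda)|-\tfrac12\log(1+|\lambda|^2)-\tfrac12\log n+\tfrac14\Big|\le C\,\frac{\log n}{n}
\]
uniformly in $\lambda$. This proves a conjecture of Shapiro: the pseudocovariance of the entries does not contribute to the leading asymptotics, although it governs the shape of the spectrum. The lower bound rests on an exact recursion over principal minors, in which the resultant of two consecutive characteristic polynomials is evaluated in two ways. The upper bound rests on an exact second moment formula for the characteristic polynomial and on the fact that the uniform law on the ellipse with semi-axes $1\pm s$ has logarithmic energy $-\frac14$ for every $s\in[0,1)$. We also obtain $L^p$ and almost sure convergence, the almost sure limit of the level-crossing measure, a several-parameter version, and an elliptic law with a rate.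
\end{abstract}

\section{Introduction}

\subsection{The question}
Let $A_n,B_n$ be independent $n\times n$ GOE matrices: real symmetric, with entries $N(0,1)$ off the diagonal and $N(0,2)$ on it, all independent up to symmetry. Consider the pencil
\[
C_n(\lambda)=A_n+\lambda B_n,\qquad \lambda=x+iy\in\mathbb C .
\]
A \emph{level crossing} is a value of $\lambda$ at which $C_n(\lambda)$ has a multiple eigenvalue. For a square matrix $M$ with eigenvalues $z_1,\dots,z_n$ we write $\operatorname{disc}(M)=\prod_{i<j}(z_i-z_j)^2$ for the discriminant of its characteristic polynomial. The level crossings are the zeros of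
\[
\Delta_n(\lambda)=\operatorname{disc}(C_n(\lambda)),
\]
a polynomial in $\lambda$ of degree at most $N:=n(n-1)$. Let $\nabla^2=\partial_x^2+\partial_y^2$ be the distributional Laplacian. Since $\frac1{2\pi}\nabla^2\log|\lambda-\lambda_0|=\delta_{\lambda_0}$, the measure
\[
\mu_n=\frac1{2\pi N}\nabla^2\log|\Delta_n(\lambda)|
\]
counts the level crossings with multiplicity, each with weight $1/N$. To understand $\mu_n$ is to understand the random function $\frac1N\log|\Delta_n|$.

Normalize $\widehat C_n(\lambda)=C_n(\lambda)/\sqrt{1+|\lambda|^2}$. Its off-diagonal entries are centered complex Gaussians with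
\[
\mathbb E|\widehat C_n(\lambda)_{ij}|^2=1,\qquad \mathbb E\bigl(\widehat C_n(\lambda)_{ij}^2\bigr)=\tau(\lambda):=\frac{1+\lambda^2}{1+|\lambda|^2};
\]
on the diagonal both moments are doubled. The number $\tau(\lambda)$ is called the \emph{pseudocovariance parameter}. The law of a centered complex Gaussian is determined by these two second moments, and a change of phase removes the argument of $\tau$. Thus $|\tau|\in[0,1]$ is the only parameter of the problem. We have $|\tau|=1$ exactly when $\lambda$ is real, and then $\widehat C_n(\lambda)$ is itself a GOE matrix, with real spectrum. At $\lambda=\pm i$ we have $\tau=0$; the entries are circularly symmetric, and the spectrum of $\widehat C_n/\sqrt n$ fills the unit disc. In between it fills, up to a rotation, an ellipse with semi-axes $1\pm|\tau|$ (Theorem~\ref{thm:elliptic}). So the spectrum depends strongly on $\tau$. The following conjecture, posed in \cite{Shapiro}, says that $\log|\Delta_n|$ does not, to leading order. Convergence $f_n\to0$ in probability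 in $L^1_{\rm loc}(\mathbb C)$ means that $\mathbb P(\int_K|f_n|\,dx\,dy>\varepsilon)\to0$ for every compact $K$ and every $\varepsilon>0$.

\begin{conjecture}[Pseudocovariance independence \cite{Shapiro}]
There are deterministic constants $c_n$, independent of $\lambda$, such that
\[
\frac1{n(n-1)}\log|\Delta_n(\lambda)|=\frac12\log(1+|\lambda|^2)+c_n+o(1)
\]
in probability in $L^1_{\rm loc}(\mathbb C)$.
\end{conjecture}

Which answer should one expect? Up to the additive term $\frac12\log(1+|\lambda|^2)+\frac12\log n$, the quantity $\frac1N\log|\Delta_n|$ is the average of $\log|\zeta_i-\zeta_j|$ over pairs of distinct indices, where the $\zeta_i$ are the eigenvalues of $\widehat C_n/\sqrt n$. One would guess that this average tends to the logarithmic energy $\iint\log|\zeta-\zeta'|\,d\sigma\,d\sigma$ of the limiting spectral law $\sigma$. For the uniform law on the ellipse with semi-axes $1\pm s$, $0\le s<1$, this energy is $-\frac14$ for \emph{every} $s$ (Lemma~\ref{lem:potential}). This supports the conjecture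 and suggests $c_n=\frac12\log n-\frac14$. But the logarithm is unbounded below at coinciding points, so convergence of the spectral law, even with good control at infinity, bounds the average only from above. Nearly coincident eigenvalues could lower it, and excluding this for non-normal matrices is the main difficulty.

\subsection{Results}
Throughout $n\ge2$, $N=n(n-1)$,
\[
c_n=\tfrac12\log n-\tfrac14,\qquad F_n(\lambda)=\tfrac1N\log|\Delta_n(\lambda)|-\tfrac12\log(1+|\lambda|^2)-c_n,\qquad \omega=\frac{dx\,dy}{\pi(1+|\lambda|^2)^2}.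
\]
$C$ denotes absolute constants and $C_p$ constants depending only on $p$; both may change from line to line. We write $|K|$ for the area of a set $K\subset\mathbb C$ and $\|\cdot\|$ for the Euclidean norm on $\mathbb C^{m+1}$. The measure $\omega$ is a probability measure, the image of normalized area on the sphere under stereographic projection. A \emph{coupling} of the pairs $(A_n,B_n)_{n\ge2}$ is any realization of all of them on one probability space.

\begin{theorem}\label{thm:main}
For all $n\ge2$,
\[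
\sup_{\lambda\in\mathbb C}\mathbb E|F_n(\lambda)|\le C\,\frac{\log n}n .
\]
Hence $\mathbb P\bigl(\int_K|F_n|\,dx\,dy>\varepsilon\bigr)\le C|K|\frac{\log n}{\varepsilon n}$ for every compact $K$ and $\varepsilon>0$, and the conjecture is true with $c_n=\frac12\log n-\frac14$. It holds with constants $c_n'$ in place of $c_n$ if and only if $c_n'-c_n\to0$.
\end{theorem}

\begin{theorem}[Moments and almost sure convergence]\label{thm:Lp}
For $p\ge2$, $\mathbb E\int_{\mathbb C}|F_n|^p\,d\omega\le C_pn^{-p/2}$. For any coupling, almost surely $F_n\to0$ in $L^p(\omega)$ for all $p<\infty$; in particular $F_n\to0$ in $L^1_{\rm loc}(\mathbb C)$ almost surely.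
\end{theorem}

\begin{theorem}[Level crossings]\label{thm:crossings}
Almost surely $\mu_n$ is a probability measure. For $\varphi\in C_c^2(\mathbb C)$,
\[
\mathbb E\Big|\int\varphi\,d\mu_n-\int\varphi\,d\omega\Big|\le C\|\nabla^2\varphi\|_{L^1}\frac{\log n}n .
\]
For any coupling, $\mu_n\to\omega$ weakly almost surely.
\end{theorem}

\begin{theorem}[Elliptic law with a rate]\label{thm:elliptic}
Let $\tau(\lambda)=te^{2i\theta}$ with $t\in[0,1]$, and let $\mu$ be the empirical eigenvalue distribution of $e^{-i\theta}\widehat C_n(\lambda)/\sqrt n$. Let $\sigma_t$ be the image of the uniform law on the unit disc under $(x,y)\mapsto((1+t)x,(1-t)y)$. For $\varphi\in C_c^1(\mathbb C)$, uniformly in $\lambda$,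
\[
\mathbb E\Big|\int\varphi\,d(\mu-\sigma_t)\Big|\le C\|\nabla\varphi\|_{L^2}\sqrt{\frac{\log n}n}+\frac{2\|\nabla\varphi\|_\infty}n .
\]
\end{theorem}

\begin{theorem}[Sharpness; several parameters]\label{thm:complements}
\textup{(a)} For real $\lambda$, $\mathbb EF_n(\lambda)=\frac{\log n}n+O(\frac1n)$. So with this $c_n$ the uniform rate in Theorem~\ref{thm:main} cannot be improved.

\textup{(b)} If $A^{(0)},\dots,A^{(m)}$ are independent $n\times n$ GOE matrices, then, with $C$ independent of $m$,
\[
\sup_{\lambda\in\mathbb C^{m+1}\setminus0}\mathbb E\Big|\tfrac1N\log\Big|\operatorname{disc}\Big(\sum_l\lambda_lA^{(l)}\Big)\Big|-\log\|\lambda\|-c_n\Big|\le C\,\frac{\log n}n .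
\]
\end{theorem}

We do not claim that $\log n/n$ is the optimal rate at non-real $\lambda$ or for other admissible choices of $c_n$, nor that the exponent $p/2$ in Theorem~\ref{thm:Lp} is optimal.

\subsection{Strategy}
Because $|x|=2x_+-x$, it suffices to bound $\mathbb E(F_n)_+$ from above and the \emph{mean} $\mathbb EF_n$ from below. The first is a one-sided pathwise estimate, the second concerns only an expectation. The two halves use different ideas.

\emph{Lower bound on the mean} (Sections \ref{sec:gauss}--\ref{sec:lower}). For the top-left $k\times k$ blocks we compare $\prod_{i,j}|z_i-w_j|$, where $z_i,w_j$ are the eigenvalues of consecutive blocks, with the two discriminants. One comparison involves the new Gaussian column, the other the last coordinates of the eigenvectors, which orthogonal invariance makes explicitly averageable. The price is the product of the eigenvalue condition numbers of the full matrix, which we bound by averaging a small-ball estimate for the resolvent over the spectral plane.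 That estimate degenerates as $\lambda$ approaches the real axis, and there subharmonicity in $\lambda$ takes over.

\emph{Upper bound} (Sections \ref{sec:moment}--\ref{sec:upper}). The logarithmic energy of a signed measure of mass zero is nonpositive. Applied to the difference of the smeared spectral law and the uniform law on an ellipse, this bounds $\log|\Delta_n|$ by an integral over the ellipse of the logarithm of the characteristic polynomial, which its exact second moment controls.

Section~\ref{sec:family} reduces the problem to one real parameter, and Section~\ref{sec:proofs} proves the theorems.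

\section{The one-parameter family}\label{sec:family}

\subsection{Reduction}
For $t\in[0,1]$ put
\[
a=\sqrt{\tfrac{1+t}2},\qquad b=\sqrt{\tfrac{1-t}2},\qquad S=S_t=aA_n+ibB_n,\qquad F_{n,t}=\tfrac1N\log|\operatorname{disc}(S_t)|-c_n .
\]
Thus $a^2+b^2=1$, $a^2-b^2=t$, $2ab=\sqrt{1-t^2}$. The matrix $S_t$ is complex symmetric ($S^T=S$) and in general not normal. Let $S^{(k)}$ be its top-left $k\times k$ block.

\begin{lemma}\label{lem:reduction}
If $\tau(\lambda)=te^{2i\theta}$ with $t\in[0,1]$, then $\widehat C_n(\lambda)\overset d=e^{i\theta}S_t$ and $F_n(\lambda)\overset d=F_{n,t}$. Moreover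
\begin{equation}\label{eq:tau}
1-|\tau(\lambda)|^2=\frac{4y^2}{(1+|\lambda|^2)^2}.
\end{equation}
Likewise $\sum_l\lambda_lA^{(l)}/\|\lambda\|\overset d=e^{i\theta}S_t$, where $te^{2i\theta}=\sum_l\lambda_l^2/\|\lambda\|^2$ with $t\in[0,1]$.
\end{lemma}

\begin{proof}
The entries $\xi$ of $e^{-i\theta}\widehat C_n$ on and above the diagonal are independent centered Gaussian vectors in $\mathbb C=\mathbb R^2$ with $\mathbb E|\xi|^2=v$ and $\mathbb E\xi^2=tv$, where $v=1$ off the diagonal and $v=2$ on it. Since $tv$ is real, $\Re\xi$ and $\Im\xi$ are uncorrelated, with variances $v(1\pm t)/2$. The entries of $S_t$ have the same law. The discriminant is homogeneous of degree $N$, so $|\Delta_n(\lambda)|=(1+|\lambda|^2)^{N/2}|\operatorname{disc}(\widehat C_n(\lambda))|$, and the claim on $F_n$ follows. Next, $|1+\lambda^2|^2=|\lambda+i|^2|\lambda-i|^2=(1+|\lambda|^2+2y)(1+|\lambda|^2-2y)$, which is \eqref{eq:tau}. In the case of several parameters the entries of $\sum_l\lambda_lA^{(l)}/\|\lambda\|$ satisfy $\mathbb E|\xi|^2=v$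 and $\mathbb E\xi^2=v\sum_l\lambda_l^2/\|\lambda\|^2$, and the same argument applies.
\end{proof}

For Theorem~\ref{thm:main} it therefore suffices to study $F_{n,t}$, uniformly in $t\in[0,1]$.

\subsection{The case $n=2$}
Here the independence is exact in the mean. With $\xi=\frac12(S_{11}-S_{22})$ and $\eta=S_{12}$,
\[
\operatorname{disc}(S_t)=(S_{11}-S_{22})^2+4S_{12}^2=4(\xi^2+\eta^2)=4(\xi+i\eta)(\xi-i\eta).
\]
The variables $\xi,\eta$ are independent with $\mathbb E|\xi|^2=\mathbb E|\eta|^2=1$ and $\mathbb E\xi^2=\mathbb E\eta^2=t$. Hence $\mathbb E|\xi\pm i\eta|^2=2$ and $\mathbb E(\xi\pm i\eta)^2=t-t=0$: the pseudocovariance cancels in each factor. So $|\xi\pm i\eta|^2$ is twice a standard exponential variable. The logarithm of a standard exponential variable has mean $-\gamma$, where $\gamma$ is Euler's constant, and therefore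
\begin{equation}\label{eq:n2}
\mathbb E\log|\operatorname{disc}(S_t)|=\log4+(\log2-\gamma)=3\log2-\gamma\qquad\text{for every }t\in[0,1].
\end{equation}
Only the mean is independent of $t$. At $t=1$ the two factors are complex conjugates; at $t=0$ they are uncorrelated and jointly circular Gaussian, hence independent. So the variance of $\log|\operatorname{disc}|$ at $t=1$ is twice that at $t=0$. For larger $n$ we do not use a factorization; instead we compare consecutive principal blocks.

\subsection{Facts about complex symmetric matrices}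
\begin{itemize}
\item[(F1)] The law of $S_t$ is invariant under $S\mapsto QSQ^T$ for $Q\in O(n)$, because the laws of $A_n$ and $B_n$ are. (This uses the variance $2$ on the diagonal.)
\item[(F2)] Almost surely every $S^{(k)}$ has simple spectrum, and for fixed $z$ almost surely $\det(z-S^{(k)})\ne0$. Indeed $\operatorname{disc}(S^{(k)})$ and $\det(z-S^{(k)})$ are polynomials in the real entries of $A_n,B_n$. They do not vanish identically: take $B_n=0$ and $A_n$ diagonal with distinct entries, all different from $z/a$ (note $a>0$).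
\item[(F3)] Let $M$ be complex symmetric with simple eigenvalues $z_i$ and eigenvectors $v_i$, $v_i^*v_i=1$. Transposing, $v_i^TM=z_iv_i^T$. Hence $(z_i-z_j)v_i^Tv_j=0$, so $v_i^Tv_j=0$ for $i\ne j$. Since the $v_j$ form a basis, $v_i^Tv_i\ne0$, and
\begin{equation}\label{eq:resolvent}
(z-M)^{-1}=\sum_i\frac{v_iv_i^T}{(v_i^Tv_i)(z-z_i)} .
\end{equation}
Put $\rho_i=|v_i^Tv_i|\in(0,1]$. The spectral projection $v_iv_i^T/(v_i^Tv_i)$ has norm $1/\rho_i$, the \emph{condition number} of $z_i$. For real symmetric $M$ the $v_i$ are real up to phase, and all $\rho_i=1$.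
\item[(F4)] Under $M\mapsto QMQ^T$ with $Q$ real orthogonal, $z_i$ and $\rho_i$ are unchanged and $v_i$ becomes $Qv_i$.
\end{itemize}
All quantities below are symmetric in the eigenpairs and independent of the phases of the eigenvectors, hence Borel functions of the matrix.

\section{Two Gaussian averages}\label{sec:gauss}

In the recursion two kinds of logarithms occur: $\log|u^T\phi|^2$ with $u$ a complex Gaussian vector, and $\log|e_k^TQv|^2$ with $Q$ a random rotation. Both means are expressed by the same function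
\[
f(\rho)=-\gamma+\log\frac{1+\sqrt{1-\rho^2}}2,\qquad \rho\in[0,1].
\]
It is nonincreasing, from $f(0)=-\gamma$ to $f(1)=-\gamma-\log2$; in particular $-2<f<0$. We write $\|X\|_p=(\mathbb E|X|^p)^{1/p}$, $1\le p<\infty$.

\begin{lemma}\label{lem:f}
Let $\xi$ be a centered Gaussian vector in $\mathbb C$ with $\mathbb E|\xi|^2=1$ and $|\mathbb E\xi^2|=\rho$. Then $\mathbb E\log|\xi|^2=f(\rho)$ and $\|\log|\xi|^2\|_p\le C_p$.
\end{lemma}

\begin{proof}
After a rotation $\xi=\alpha X+i\beta Y$ with $\alpha^2=\frac{1+\rho}2$, $\beta^2=\frac{1-\rho}2$, $\alpha,\beta\ge0$, and $X,Y$ independent $N(0,1)$. Write $X+iY=re^{i\phi}$; then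
\[
|\xi|=r\,\Big|\tfrac{\alpha+\beta}2e^{2i\phi}+\tfrac{\alpha-\beta}2\Big| .
\]
Here $\phi$ is uniform and independent of $r$. Jensen's formula says that the mean of $\log|cw+d|$ over $|w|=1$ is $\log\max(|c|,|d|)$. Since $\alpha\ge\beta\ge0$, the $\phi$-mean of the logarithm of the second factor is $\log\frac{\alpha+\beta}2$. As $r^2$ is twice a standard exponential, $\mathbb E\log r^2=\log2-\gamma$. With $(\alpha+\beta)^2=1+2\alpha\beta=1+\sqrt{1-\rho^2}$ this gives $\mathbb E\log|\xi|^2=f(\rho)$. The moment bound follows from $\frac12X^2\le|\xi|^2\le X^2+Y^2$.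
\end{proof}

\begin{lemma}\label{lem:haar}
Let $g\sim N(0,\mathrm{Id}_k)$ be a real Gaussian vector and $\ell_k=\mathbb E\log|g|^2$.
\begin{itemize}
\item[(a)] $\|\log|g|^2-\ell_k\|_p\le C_p$.
\item[(b)] $\sum_{k=2}^nk\ell_k=Nc_n+n\log n+O(n)$.
\item[(c)] Let $v\in\mathbb C^k$, $v^*v=1$, and let $Q$ be Haar distributed on $O(k)$. Then $\eta=\log|e_k^TQv|^2$ has mean $f(|v^Tv|)-\ell_k$, and $\|\eta-\mathbb E\eta\|_p\le C_p$. Moreover $\mathbb E|e_k^TQv|^4\ge k^{-2}$.
\end{itemize}
\end{lemma}

\begin{proof}
(a) By concavity of the logarithm and $\log x\le x$,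
\[
\tfrac1k\sum\log g_i^2\le\log(|g|^2/k)\le\tfrac1k\sum g_i^2 .
\]
By Minkowski's inequality $\|\log(|g|^2/k)\|_p\le C_p$, and subtracting the mean at most doubles the norm.

(b) Since $|g|^2$ is a $\chi^2_k$ variable, $\ell_k=\log2+\psi(k/2)=\log k+O(1/k)$, where $\psi$ is the digamma function. The trapezoid rule for $x\log x$, whose second derivative is $1/x$, gives
\[
\sum_{k\le n}k\log k=\tfrac{n^2}2\log n-\tfrac{n^2}4+\tfrac n2\log n+O(\log n)
\]
for $n\ge2$. On the other hand $Nc_n+n\log n=(n^2-n)(\frac12\log n-\frac14)+n\log n=\frac{n^2}2\log n+\frac n2\log n-\frac{n^2}4+\frac n4$.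

(c) $Q^Te_k$ is uniform on the unit sphere, hence distributed as $g/|g|$, and $\eta\overset d=\log|g^Tv|^2-\log|g|^2$. Here $g^Tv$ is a centered Gaussian in $\mathbb C$ with $\mathbb E|g^Tv|^2=v^*v=1$ and $\mathbb E(g^Tv)^2=v^Tv$. Apply Lemma~\ref{lem:f} and (a). Finally $\mathbb E|e_k^TQv|^2=1/k$, and Cauchy--Schwarz gives the last claim.
\end{proof}

\section{The resultant recursion}\label{sec:recursion}

\subsection{The smallest case}
Let $M=\begin{pmatrix}m&u\\u&c\end{pmatrix}$ be real symmetric with eigenvalues $z_1\ne z_2$ and eigenvectors $(\cos\alpha,\sin\alpha)$, $(-\sin\alpha,\cos\alpha)$. Then $u=(z_1-z_2)\cos\alpha\sin\alpha$. If $u\ne0$, it follows that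
\begin{equation}\label{eq:smallest}
\log|\operatorname{disc}(M)|=\log u^2-\log\sin^2\alpha-\log\cos^2\alpha .
\end{equation}
For the $2\times2$ GOE ($t=1$) the first term has mean $f(1)$ because $u\sim N(0,1)$. By orthogonal invariance $\sin\alpha$ and $\cos\alpha$ are, up to sign, each distributed as a coordinate of a uniform unit vector, so by Lemma~\ref{lem:haar}(c) each of the other terms has mean $-(f(1)-\ell_2)$. Altogether $\mathbb E\log|\operatorname{disc}|=2\ell_2-f(1)$. Since $\ell_2=\log2-\gamma$, this is $3\log2-\gamma$, as in \eqref{eq:n2}. The variables $u$ and $\alpha$ are dependent, but this does not matter: each mean is computed from its own source of randomness. The new column serves one, the rotation invariance the other. The rest of this section carries out this idea for all $n$ and $t$.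

\subsection{The identity}
\begin{lemma}\label{lem:resultant}
Let $M=\begin{pmatrix}M'&u\\u^T&c\end{pmatrix}$ be complex symmetric of size $k\ge2$, with $M$ and $M'$ having simple spectra. Let $(z_i,v_i,\rho_i)_{i\le k}$ be the data \textup{(F3)} of $M$ and $(w_j,\phi_j,\rho_j')_{j\le k-1}$ those of $M'$. Then
\[
\frac{|\operatorname{disc}(M)|}{\prod_i\rho_i}\prod_{i=1}^k|e_k^Tv_i|^2=\frac{|\operatorname{disc}(M')|}{\prod_j\rho'_j}\prod_{j=1}^{k-1}|u^T\phi_j|^2 ,
\]
where $\operatorname{disc}=1$ in size $1$.
\end{lemma}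

\begin{proof}
Both sides equal $\prod_{i,j}|z_i-w_j|$, the modulus of the resultant of $p(z)=\det(z-M)$ and $q(z)=\det(z-M')$. Cramer's rule gives $q/p=[(z-M)^{-1}]_{kk}$. Comparing residues at $z_i$ with \eqref{eq:resolvent},
\[
|q(z_i)|=|p'(z_i)|\,|e_k^Tv_i|^2/\rho_i .
\]
The Schur complement formula gives $p/q=z-c-u^T(z-M')^{-1}u$. Comparing residues at $w_j$,
\[
|p(w_j)|=|q'(w_j)|\,|u^T\phi_j|^2/\rho_j' .
\]
Now $\prod_i|q(z_i)|=\prod_{i,j}|z_i-w_j|=\prod_j|p(w_j)|$, and $\prod_i|p'(z_i)|=\prod_i\prod_{j\ne i}|z_i-z_j|=|\operatorname{disc}(M)|$, and likewise $\prod_j|q'(w_j)|=|\operatorname{disc}(M')|$.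
\end{proof}

Fix $t$. Let $(v_i^{(k)},\rho_i^{(k)})_{i\le k}$ be the data of $S^{(k)}$, and let $u_k\in\mathbb C^{k-1}$ be the off-diagonal part of its last column. Put
\[
K_k=\prod_{i=1}^k\frac1{\rho_i^{(k)}}\ge1,\qquad D_k=|\operatorname{disc}(S^{(k)})|\,K_k,
\]
\[
X_k=\sum_{j=1}^{k-1}\log|u_k^Tv_j^{(k-1)}|^2,\qquad Y_k=\sum_{i=1}^k\log|e_k^Tv_i^{(k)}|^2 .
\]
Set $X_k=0$ when $S^{(k-1)}$ has a multiple eigenvalue or some $u_k^Tv_j^{(k-1)}=0$, and $Y_k=0$ when $S^{(k)}$ has a multiple eigenvalue or some $e_k^Tv_i^{(k)}=0$. These sets are null, by (F2) and the computations in the next subsection. Note $D_1=1$ and $\rho^{(1)}_1=1$. Lemma~\ref{lem:resultant} says $\log D_k-\log D_{k-1}=X_k-Y_k$, so almost surely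
\begin{equation}\label{eq:telescope}
\log D_n=\sum_{k=2}^n(X_k-Y_k).
\end{equation}

\subsection{Two conditional means}

\emph{The mean of $X_k$.} Let $\mathcal B_k=\sigma(S^{(k)})$. The column $u_k$ is independent of $\mathcal B_{k-1}$, with $\mathbb Eu_ku_k^*=\mathrm{Id}$ and $\mathbb Eu_ku_k^T=t\,\mathrm{Id}$. For a fixed unit vector $\phi$ the variable $\xi=u_k^T\phi$ is therefore a centered Gaussian with $\mathbb E|\xi|^2=1$, $\mathbb E\xi^2=t\,\phi^T\phi$; in particular $\xi\ne0$ almost surely. Lemma~\ref{lem:f} and Minkowski's inequality show that $X_k$ is integrable and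
\begin{equation}\label{eq:Xmean}
\mathbb E[X_k|\mathcal B_{k-1}]=\sum_{j=1}^{k-1}f\bigl(t\rho_j^{(k-1)}\bigr),\qquad d_k:=X_k-\mathbb E[X_k|\mathcal B_{k-1}],\qquad\|d_k\|_p\le C_pk .
\end{equation}
As $X_k$ is $\mathcal B_k$-measurable, $d_2,\dots,d_n$ is a martingale difference sequence.

\emph{The mean of $Y_k$.} Let $Q\in O(k)$ act by $Q\cdot S=(Q\oplus\mathrm{Id}_{n-k})S(Q\oplus\mathrm{Id}_{n-k})^T$, and let $\mathcal G_k$ be the $\sigma$-algebra of events $\{S\in E\}$ with $E$ an $O(k)$-invariant Borel set. Since $O(k-1)\subset O(k)$, we have $\mathcal G_n\subset\mathcal G_{n-1}\subset\dots\subset\mathcal G_1$. For integrable $Y=Y(S)$,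
\[
\mathbb E[Y|\mathcal G_k]=\int_{O(k)}Y(Q\cdot S)\,dQ .
\]
Indeed the right side is $O(k)$-invariant because Haar measure is. For invariant $E$ and each $Q$, (F1) gives $\mathbb E[1_E(S)Y(Q\cdot S)]=\mathbb E[1_E(Q\cdot S)Y(Q\cdot S)]=\mathbb E[1_E(S)Y(S)]$; integrate over $Q$.

By (F4) the block $(Q\cdot S)^{(k)}=QS^{(k)}Q^T$ has eigenvectors $Qv_i^{(k)}$. For fixed $S$ with $S^{(k)}$ of simple spectrum, Lemma~\ref{lem:haar}(c) applies to each $\log|e_k^TQv_i^{(k)}|^2$. It shows in particular that these are finite for almost every $Q$, so that by (F1) $e_k^Tv_i^{(k)}\ne0$ for all $i$, almost surely. It also shows that $Y_k(Q\cdot S)$ has $dQ$-mean $\sum_if(\rho_i^{(k)})-k\ell_k$, which for each $k$ is bounded by a deterministic constant. By Minkowski's inequality in $L^p(dQ)$, its deviation from this mean has $L^p(dQ)$ norm at most $C_pk$. Integrating over $S$, and using $\mathbb E|Y|^p=\mathbb E\int|Y(Q\cdot S)|^p\,dQ$, we conclude that $Y_k$ is integrable and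
\begin{equation}\label{eq:Ymean}
\mathbb E[Y_k|\mathcal G_k]=\sum_{i=1}^kf\bigl(\rho_i^{(k)}\bigr)-k\ell_k,\qquad d_k':=Y_k-\mathbb E[Y_k|\mathcal G_k],\qquad\|d_k'\|_p\le C_pk .
\end{equation}
The action of $O(k-1)$ does not change the $k$-th coordinates of the eigenvectors of $S^{(k)}$, so $Y_k$ and $d_k'$ are $\mathcal G_{k-1}$-measurable. Hence $d_n',d'_{n-1},\dots,d_2'$, in this order, is a martingale difference sequence for the increasing filtration $\mathcal G_n\subset\mathcal G_{n-1}\subset\dots\subset\mathcal G_1$.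

\subsection{Summation}
Put $\mathcal M=\sum_{k=2}^nd_k$ and $\mathcal M'=\sum_{k=2}^nd_k'$; both are centered. For $2\le k\le n-1$ the data of the block of size $k$ enter \eqref{eq:telescope} twice: through $Y_k$, with contribution $-f(\rho_i^{(k)})$, and one step later through $X_{k+1}$, with contribution $f(t\rho_i^{(k)})$. Size $1$ enters only through $X_2$, size $n$ only through $Y_n$. Regrouping by block size,
\begin{equation}\label{eq:logD}
\log D_n=\mathcal M-\mathcal M'+\sum_{k=2}^nk\ell_k+f(t)+\sum_{k=2}^{n-1}\sum_{i=1}^k\Bigl[f\bigl(t\rho_i^{(k)}\bigr)-f\bigl(\rho_i^{(k)}\bigr)\Bigr]-\sum_{i=1}^nf\bigl(\rho_i^{(n)}\bigr).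
\end{equation}
Nothing is known about the $\rho_i^{(k)}$, but nothing is needed. Since $f$ is nonincreasing and $t\le1$, all brackets are nonnegative. Since $f<0$, the last term, with its minus sign, is positive; and $f(t)>-2$. As $f$ is bounded, $\log D_n$ is integrable, and Lemma~\ref{lem:haar}(b) gives
\begin{equation}\label{eq:Dlower}
\log D_n\ge\mathcal M-\mathcal M'+Nc_n+n\log n-Cn .
\end{equation}
For $t=1$ the matrix $S=A_n$ is real symmetric, all $\rho=1$, $K_n=1$, and \eqref{eq:logD} gives the exact mean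
\begin{equation}\label{eq:t1}
\mathbb E\log|\operatorname{disc}(S_1)|=\sum_{k=2}^nk\ell_k-(n-1)f(1)=Nc_n+n\log n+O(n).
\end{equation}

\section{Eigenvalue condition numbers}\label{sec:condition}

Since $|\operatorname{disc}(S)|=D_n/K_n$, we need an upper bound for $K_n$. Only the full matrix enters; the products $K_k$ of the smaller blocks have telescoped away. The idea: near $z_i$ the resolvent entry $[(z-S)^{-1}]_{nn}$ has modulus about $|r_i|/|z-z_i|$ with $|r_i|=|e_n^Tv_i|^2/\rho_i$, so for large $s$ its modulus exceeds $s$ on a set of area about $\pi|r_i|^2/s^2$ near $z_i$. On the other hand, at each fixed $z$ it exceeds $s$ with probability $O(s^{-2})$, because its inverse contains the independent corner entry, which has a bounded density in the plane. This needs $t<1$; for $t=1$ the corner entry lives on a line. Write $\log_+x=\max(\log x,0)$, and let $\|S\|_F$ be the Frobenius norm.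

\begin{lemma}\label{lem:condition}
Let $t<1$. There is a random variable $W'\ge0$ with $\mathbb EW'\le1$ such that almost surely
\[
0\le\log K_n\le n\log n+\frac n4\log\frac1{1-t^2}+\frac n2\log_+W'+\frac{\|S\|_F^2}n,\qquad\mathbb E\|S\|_F^2=n(n+1).
\]
\end{lemma}

\begin{proof}
Write $z_i,v_i,\rho_i$ for the data of $S$, and $R(z)=[(z-S)^{-1}]_{nn}=\sum_i\frac{r_i}{z-z_i}$ with $|r_i|=|e_n^Tv_i|^2/\rho_i$. Let $w(z)=(1+|z|^2/n)^{-2}$ and let $dA$ be Lebesgue measure on $\mathbb C$; then $\int w\,dA=\pi n$.

\emph{Small-ball bound.} Fix $z$ and $s>0$. Almost surely $1/R(z)=z-c-u_n^T(z-S^{(n-1)})^{-1}u_n$, where the corner entry $c=S_{nn}\overset d=\sqrt2(aX+ibY)$, with $X,Y$ independent $N(0,1)$, is independent of $(u_n,S^{(n-1)})$. The density of $c$ is at most $\frac1{4\pi ab}=\frac1{2\pi\sqrt{1-t^2}}$. Hence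
\[
\mathbb P(|R(z)|\ge s)=\mathbb P(|1/R(z)|\le 1/s)\le\frac1{2s^2\sqrt{1-t^2}},
\]
and by Tonelli
\[
\mathbb E\Big[s^2\int w\,1_{|R|\ge s}\,dA\Big]\le\frac{\pi n}{2\sqrt{1-t^2}} .
\]

\emph{Pathwise lower bound.} Fix a realization with simple spectrum. There are $\delta,L>0$ such that the discs $B(z_i,\delta)$ are disjoint and $|R(z)|\ge|r_i|/|z-z_i|-L$ on $B(z_i,\delta)\setminus\{z_i\}$. For large $s$ the set $\{|R|\ge s\}$ therefore contains the disjoint punctured discs of radii $|r_i|/(s+L)$ about the $z_i$. By continuity of $w$,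
\[
\liminf_{s\to\infty}s^2\int w\,1_{|R|\ge s}\,dA\ge\pi\sum_i|r_i|^2w(z_i).
\]
Fatou's lemma along integers $s$ gives
\[
\mathbb E\sum_i\rho_i^{-2}|e_n^Tv_i|^4w(z_i)\le\frac n{2\sqrt{1-t^2}} .
\]

\emph{Removing the eigenvector coordinate.} By (F1) we may replace $S$ by $QSQ^T$ with an independent Haar $Q\in O(n)$. This leaves $z_i,\rho_i$ unchanged and turns $v_i$ into $Qv_i$, so by Lemma~\ref{lem:haar}(c) the left side is at least $n^{-2}\,\mathbb E\sum_i\rho_i^{-2}w(z_i)$. Thus $W:=\frac1n\sum_i\rho_i^{-2}w(z_i)$ satisfies $\mathbb EW\le n^2/\sqrt{1-t^2}$, and $W':=W\sqrt{1-t^2}/n^2$ satisfies $\mathbb EW'\le1$.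

\emph{Conclusion.} By concavity of the logarithm, $\log(1+x)\le x$, and Schur's inequality $\sum_i|z_i|^2\le\|S\|_F^2$,
\[
2\log K_n=\sum_i\log\bigl(\rho_i^{-2}w(z_i)\bigr)+2\sum_i\log\bigl(1+|z_i|^2/n\bigr)\le n\log W+\frac{2\|S\|_F^2}n .
\]
Insert $\log W=2\log n+\frac12\log\frac1{1-t^2}+\log W'$. Finally $\mathbb E\|S\|_F^2=n(n-1)+2n$.
\end{proof}

\section{The lower bound for the mean}\label{sec:lower}

We have $\log|\operatorname{disc}(S_t)|=\log D_n-\log K_n$. Here $\log D_n$ is integrable, and so is $\log K_n$: by Lemma~\ref{lem:condition} for $t<1$, and because $K_n=1$ for $t=1$. So $\log|\operatorname{disc}(S_t)|$ is integrable for every $t\in[0,1]$. For $t<1$, combine \eqref{eq:Dlower} with Lemma~\ref{lem:condition}; the terms $n\log n$ cancel, and almost surely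
\begin{equation}\label{eq:pathlower}
NF_{n,t}\ge\mathcal M-\mathcal M'-Cn-\frac n4\log\frac1{1-t^2}-\frac n2\log_+W'-\frac{\|S\|_F^2}n .
\end{equation}
As $\mathbb E\log_+W'\le\mathbb EW'\le1$ and $\mathcal M,\mathcal M'$ are centered,
\begin{equation}\label{eq:meanlower}
\mathbb EF_{n,t}\ge-\frac Cn\Big(1+\log\frac1{1-t^2}\Big),\qquad t<1 .
\end{equation}
This is what we need unless $t$ is extremely close to $1$, that is, unless $\lambda$ is extremely close to the real axis (on the Riemann sphere). At $t=1$ itself \eqref{eq:t1} is even better. To cover the gap we use that $\log|\Delta_n|$ is subharmonic in $\lambda$. The right coordinate is the Cayley transform of $\lambda$: with $G=(A_n+iB_n)/\sqrt2=S_0$,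
\[
G+w\bar G=\frac{1+w}{\sqrt2}\Big(A_n+i\,\frac{1-w}{1+w}\,B_n\Big)\qquad(w\ne-1),
\]
and circles about $w=0$ are curves of constant $|\tau|$.

\begin{proposition}\label{prop:lower}
$\inf_{t\in[0,1]}\mathbb EF_{n,t}\ge-C\log n/n$.
\end{proposition}

\begin{proof}
For $r\in[0,1]$ let $t(r)=\frac{2r}{1+r^2}$, a bijection of $[0,1]$ onto itself. Since $\frac{(1\pm r)^2}{2(1+r^2)}=\frac{1\pm t(r)}2$,
\[
G+r\bar G=\tfrac{1+r}{\sqrt2}A_n+i\,\tfrac{1-r}{\sqrt2}B_n=\sqrt{1+r^2}\,S_{t(r)} .
\]
Moreover $\sqrt{1-t(r)^2}=\frac{1-r^2}{1+r^2}\ge1-r$. Let $r_0=1-\frac1n$. For $r\le r_0$ we have $1-t(r)^2\ge n^{-2}$, and \eqref{eq:meanlower} suffices.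

Let $r\in[r_0,1]$, and put $P(w)=\operatorname{disc}(G+w\bar G)$, a polynomial in $w$ with $P(0)\ne0$ almost surely. The entries of $G$ are independent and circularly symmetric, so $G\overset d=e^{i\theta/2}G$ and
\[
G+re^{i\theta}\bar G\overset d=e^{i\theta/2}G+re^{i\theta}e^{-i\theta/2}\bar G=e^{i\theta/2}(G+r\bar G).
\]
Hence $\log|P(re^{i\theta})|\overset d=\log|P(r)|$, which is integrable, and by Fubini
\[
g(r):=\mathbb E\log|P(r)|=\mathbb E\,\frac1{2\pi}\int_0^{2\pi}\log|P(re^{i\theta})|\,d\theta .
\]
This holds for every $r\in[0,1]$. Circle means of the subharmonic function $\log|P|$ are nondecreasing in $r$, so $g$ is nondecreasing. Since $\operatorname{disc}(G+r\bar G)=(1+r^2)^{N/2}\operatorname{disc}(S_{t(r)})$,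
\[
\mathbb EF_{n,t(r)}=\tfrac{g(r)}N-\tfrac12\log(1+r^2)-c_n\ge\mathbb EF_{n,t(r_0)}-\tfrac12\log\tfrac2{1+r_0^2}\ge\mathbb EF_{n,t(r_0)}-\tfrac1n ,
\]
where the last step uses $1+r_0^2\ge2r_0$ and $\log(1/r_0)\le2/n$. The case $r=r_0$ is already settled.
\end{proof}

\section{The second moment of the characteristic polynomial}\label{sec:moment}

We turn to the upper bound. What is needed is that $\mathbb E|\det(\zeta-S_t/\sqrt n)|^2$ is, up to a power of $n$, at most $e^{n(V-1)}$ with $V$ the right quadratic form. We derive it from an exact formula. In the second moment, $S_t$ can be replaced by the sum of a circular matrix $G$ and a real matrix $\sqrt t\,H$ that is averaged inside the modulus. The inner average produces Hermite polynomials, and unitary invariance evaluates the outer one.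

\begin{lemma}\label{lem:moment}
Define $h_k(z)$ by $\sum_kh_k(z)q^k/k!=e^{zq-tq^2/2}$. Then
\[
\mathbb E|\det(z-S_t)|^2=n!\sum_{k=0}^n(n-k+1)\frac{|h_k(z)|^2}{k!} .
\]
\end{lemma}

\begin{proof}
Let $G\overset d=S_0$ and let $H,H_1,H_2$ be GOE matrices, all independent.

\emph{Step 1: separating the pseudocovariance.} For a polynomial $P$ in the entries,
\[
\mathbb E|P(S_t)|^2=\mathbb E_G\bigl|\mathbb E_HP(G+\sqrt t\,H)\bigr|^2 .
\]
Let $\bar P$ be $P$ with conjugated coefficients. The left side is $\mathbb E\,P(S)\bar P(\bar S)$. The right side is $\mathbb E\,P(X)\bar P(Y)$ with $X=G+\sqrt tH_1$, $Y=\bar G+\sqrt tH_2$. All entries are complex linear combinations of centered jointly Gaussian real variables. By Isserlis' (Wick's) theorem and multilinearity, the expectation of a monomial is the sum over pairings of products of the bilinear covariances $\mathbb E\,\xi\eta$. These agree: with $\Sigma_{ij,kl}=\delta_{ik}\delta_{jl}+\delta_{il}\delta_{jk}$,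
\[
\mathbb ES_{ij}S_{kl}=\mathbb E\bar S_{ij}\bar S_{kl}=(a^2-b^2)\Sigma_{ij,kl}=t\,\Sigma_{ij,kl}=\mathbb EX_{ij}X_{kl}=\mathbb EY_{ij}Y_{kl},
\]
\[
\mathbb ES_{ij}\bar S_{kl}=(a^2+b^2)\Sigma_{ij,kl}=\Sigma_{ij,kl}=\mathbb EX_{ij}Y_{kl} .
\]

\emph{Step 2: $\mathbb E\det(z-\sqrt t\,H^{(m)})=h_m(z)$.} Call the left side $\tilde h_m$. Expand
\[
\det\begin{pmatrix}M'&u\\u^T&c\end{pmatrix}=c\det M'-u^T\operatorname{adj}(M')u
\]
with $M'=z-\sqrt tH^{(m-1)}$, $u=-\sqrt t\,(H_{im})_{i<m}$, $c=z-\sqrt tH_{mm}$. Since $\mathbb Eu^TTu=t\,\mathbb E\operatorname{tr}T$ for $T$ independent of $u$, and $\operatorname{tr}\operatorname{adj}(M')$ is the sum of the $m-1$ principal minors of size $m-2$, each of mean $\tilde h_{m-2}$, we get $\tilde h_m=z\tilde h_{m-1}-t(m-1)\tilde h_{m-2}$ with $\tilde h_0=1$, $\tilde h_1=z$. Differentiating the generating function in $q$ gives the same recursion and initial values for $h_m$.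

\emph{Step 3: averaging over $H$.} Laplace expansion gives $\det(U+V)=\sum_{|J|=|L|}\epsilon_{JL}\det U_{J,L}\det V_{J^c,L^c}$ with signs $\epsilon_{JL}$, $\epsilon_{JJ}=1$. Take $U=-G$, $V=z-\sqrt tH$. If $J\ne L$, pick $i\in L\setminus J$ and conjugate $V$ by the diagonal sign matrix with $-1$ at position $i$. This preserves the law of $V$. Since $i$ is a row index but not a column index of $V_{J^c,L^c}$, it changes the sign of $\det V_{J^c,L^c}$, so that minor has mean $0$. With Step 2,
\[
\mathbb E_H\det(z-G-\sqrt t\,H)=\sum_J(-1)^{|J|}h_{n-|J|}(z)\det G_{J,J} .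
\]

\emph{Step 4: orthogonality of minors.} The density of $G$ is proportional to $e^{-\frac12\operatorname{tr}GG^*}$ on complex symmetric matrices, and $G\mapsto UGU^T$ with $U\in U(n)$ is an isometry for $\operatorname{tr}GG^*$, so the law of $G$ is invariant under it. A diagonal $U$ multiplies $\det G_{J,J}$ by $\prod_{i\in J}U_{ii}^2$. Hence $\mathbb E\det G_{J,J}\overline{\det G_{L,L}}=0$ for $J\ne L$. With $\delta_m=\mathbb E|\det G^{(m)}|^2$, the desired second moment is $\sum_m\binom nm\delta_m|h_{n-m}(z)|^2$.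

\emph{Step 5: $\delta_m=(m+1)!$.} We have $\delta_0=1$, $\delta_1=2$. For $m=p+1\ge2$ let $T=\operatorname{adj}(G^{(p)})$, so $\det G^{(m)}=c\det G^{(p)}-u^TTu$, where now $u,c$ come from the last column of $G^{(m)}$. The corner entry $c$ is centered, independent of the rest, and $\mathbb E|c|^2=2$; thus $\delta_m=2\delta_p+\mathbb E|u^TTu|^2$. For a unit vector $x\in\mathbb C^p$ choose $U\in U(p)$ with $U^*e_p=x$. Then
\[
\operatorname{adj}(UG^{(p)}U^T)=(\det U)^2\,\bar U\,T\,U^* ,
\]
whose $(p,p)$ entry has modulus $|x^TTx|$. By invariance $\mathbb E|x^TTx|^2=\mathbb E|T_{pp}|^2=\delta_{p-1}$. Since $u$ is independent of $T$ and $|u|^2\sim\Gamma(p,1)$, we get $\mathbb E|u^TTu|^2=\mathbb E|u|^4\,\delta_{p-1}=p(p+1)\delta_{p-1}$. By induction $\delta_m=2\,m!+m(m-1)(m-1)!=(m+1)!$.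

Finally $\binom nm(m+1)!=n!\,(m+1)/(n-m)!$; put $k=n-m$.
\end{proof}

For $s\in[0,1)$ let $V_s(x+iy)=\frac{x^2}{1+s}+\frac{y^2}{1-s}$. The ellipse belonging to $V_s$ (Section~\ref{sec:energy}) degenerates as $s\to1$. To keep it thick we replace $t$ by $s=(1-\frac1n)t$; this costs only the bounded factor $(1-\frac1n)^{-n}\le4$.

\begin{corollary}\label{cor:moment}
Let $r=1-\frac1n$, $s=rt$ and $T=S_t/\sqrt n$. Then $1-s^2\ge\frac1n$, and for all $\zeta\in\mathbb C$
\[
\mathbb E|\det(\zeta-T)|^2\le17n^2e^{n(V_s(\zeta)-1)} .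
\]
\end{corollary}

\begin{proof}
First $1-s^2\ge1-s\ge1-r=\frac1n$. The monomials $q^k$ are orthogonal for the weight $e^{-|q|^2}/\pi$, with squared norms $k!$. So for entire $\phi=\sum c_kq^k$ we have $\frac1\pi\int|\phi(\sqrt r\,q)|^2e^{-|q|^2}dA(q)=\sum_kr^kk!|c_k|^2$. Take $\phi(q)=e^{zq-tq^2/2}$, $z=x+iy$, $q=\alpha+i\beta$:
\[
\sum_kr^k\frac{|h_k(z)|^2}{k!}=\frac1\pi\int e^{2\sqrt r(x\alpha-y\beta)-(1+s)\alpha^2-(1-s)\beta^2}\,d\alpha\,d\beta=\frac{e^{rV_s(z)}}{\sqrt{1-s^2}}\le\sqrt n\,e^{V_s(z)} .
\]
In Lemma~\ref{lem:moment} bound $n-k+1\le n+1$ and $1\le r^{-n}r^k$ for $k\le n$ to get $\mathbb E|\det(z-S_t)|^2\le(n+1)!\,r^{-n}\sqrt n\,e^{V_s(z)}$. Now $r^{-n}\le4$, $n!\le e\sqrt n\,(n/e)^n$, $n+1\le\frac32n$ and $6e<17$, so the right side is at most $17n^2(n/e)^ne^{V_s(z)}$. Put $z=\sqrt n\,\zeta$ and divide by $n^n$.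
\end{proof}

\section{Logarithmic energy of ellipses}\label{sec:energy}

For signed measures with bounded compactly supported densities let
\[
U^\nu(\zeta)=\int\log|\zeta-\zeta'|\,d\nu(\zeta'),\qquad I(\nu,\nu')=\int U^\nu\,d\nu',\qquad I(\nu)=I(\nu,\nu).
\]
The form $I$ is symmetric and bilinear. Let $\sigma_s$, $0\le s<1$, be the uniform law on $E_s=\bigl\{\frac{x^2}{(1+s)^2}+\frac{y^2}{(1-s)^2}\le1\bigr\}$ (this agrees with Theorem~\ref{thm:elliptic}), and let $\nu_\epsilon$ be the uniform law on $B(0,\epsilon)$.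

\begin{lemma}\label{lem:potential}
Let $s\in[0,1)$ and $\epsilon>0$.
\begin{itemize}
\item[(a)] $U^{\sigma_s}=\frac12(V_s-1)$ on $E_s$, and $I(\sigma_s)=\int\frac12(V_s-1)\,d\sigma_s=-\frac14$ for every $s$. Also $I(\nu_\epsilon)=\log\epsilon-\frac14$.
\item[(b)] $U^{\sigma_s}*\nu_\epsilon\le U^{\sigma_s}+\dfrac{\epsilon^2}{4(1-s^2)}$ on $\mathbb C$.
\item[(c)] If $\nu$ is a signed measure with bounded compactly supported density and total mass $0$, and $h=U^\nu$, then $\int\varphi\,d\nu=-\frac1{2\pi}\int\nabla h\cdot\nabla\varphi\,dA$ for $\varphi\in C_c^1$, and $I(\nu)=-\frac1{2\pi}\|\nabla h\|_{L^2}^2\le0$.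
\end{itemize}
\end{lemma}

\begin{proof}
(a) We guess the potential and verify it. The map $\zeta=\varpi+s/\varpi$ sends the circle $|\varpi|=\kappa$, for $\kappa\ge1$, bijectively onto the ellipse with semi-axes $\kappa\pm s/\kappa$. Both increase strictly in $\kappa$, from $1\pm s$ to $\infty$, so $\{|\varpi|>1\}$ is mapped conformally onto $\mathbb C\setminus E_s$. The derivative $1-s\varpi^{-2}$ does not vanish on $|\varpi|\ge1$. Define
\[
\Phi=\tfrac12(V_s-1)\ \text{ on }E_s,\qquad\Phi=\log|\varpi|+\tfrac s2\Re\varpi^{-2}\ \text{ outside.}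
\]
On $\varpi=e^{i\theta}$ we have $x=(1+s)\cos\theta$, $y=(1-s)\sin\theta$, so $V_s=1+s\cos2\theta$, and both formulas give $\frac s2\cos2\theta$. The gradients match as well. Outside,
\[
2\partial_\zeta\Phi=\frac{\varpi^{-1}-s\varpi^{-3}}{1-s\varpi^{-2}}=\varpi^{-1};
\]
inside, $2\partial_\zeta\Phi=\frac x{1+s}-\frac{iy}{1-s}$, which equals $e^{-i\theta}$ on the boundary. So $\Phi\in C^1(\mathbb C)$, there is no boundary contribution to its Laplacian, and since $E_s$ has area $\pi(1-s^2)$,
\[
\nabla^2\Phi=\Big(\frac1{1+s}+\frac1{1-s}\Big)1_{E_s}=\frac2{1-s^2}1_{E_s}=2\pi\sigma_s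
\]
as distributions. Also $\Phi=\log|\zeta|+o(1)$ at infinity. Hence $\Phi-U^{\sigma_s}$ is harmonic on $\mathbb C$ (Weyl's lemma) and tends to $0$ at infinity, so it vanishes.

Under $\sigma_s$ the means of $x^2$ and $y^2$ are $\frac{(1+s)^2}4$ and $\frac{(1-s)^2}4$. So $\int V_s\,d\sigma_s=\frac{1+s}4+\frac{1-s}4=\frac12$, and $I(\sigma_s)=-\frac14$. The stretching of one axis and the compression of the other compensate exactly. The last claim is the case $s=0$, rescaled.

(b) The continuous function $\frac{|\zeta-\zeta_0|^2}{2(1-s^2)}-U^{\sigma_s}(\zeta)$ has Laplacian $\frac2{1-s^2}(1-1_{E_s})\ge0$, so it is subharmonic. Apply the sub-mean inequality on $B(\zeta_0,\epsilon)$, where the mean of $|\zeta-\zeta_0|^2$ is $\epsilon^2/2$.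

(c) The potential $h$ of a bounded compactly supported density is in $C^1(\mathbb C)$ \cite[Lemma~4.1]{GT}, and $\nabla^2h=2\pi\nu$. So the identity holds for $\varphi\in C_c^\infty$, and for $\varphi\in C_c^1$ by mollification. Zero mass gives $h=O(|\zeta|^{-1})$ and $\nabla h=O(|\zeta|^{-2})$ at infinity. Take $\varphi=h\,\chi(\cdot/R)$ with a smooth compactly supported cutoff $0\le\chi\le1$ equal to $1$ near $0$, and let $R\to\infty$. The cross term $\int h\,\nabla h\cdot\nabla[\chi(\cdot/R)]\,dA$ is $O(R^{-1}\cdot R^{-2}\cdot R^{-1}\cdot R^2)=O(R^{-2})$.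
\end{proof}

\section{The upper bound}\label{sec:upper}

To apply Lemma~\ref{lem:potential}(c) to the eigenvalues we smear each of them over a disc of radius $1/n$. Smearing can only increase the sum of the terms $\log|\zeta_i-\zeta_j|$, and the self-energies it introduces are of lower order.

\begin{proposition}\label{prop:upper}
Let $t\in[0,1]$, $s=(1-\frac1n)t$, $\epsilon=\frac1n$. Let $\mu$ be the empirical eigenvalue law of $T=S_t/\sqrt n$, $\mu_\epsilon=\mu*\nu_\epsilon$, and $\mathcal E=-I(\mu_\epsilon-\sigma_s)$, which is nonnegative by Lemma~\ref{lem:potential}\textup{(c)}. There is a random variable $\bar Z\ge0$ with $\mathbb E\bar Z\le1$ such that almost surely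
\begin{equation}\label{eq:upper}
(n-1)F_{n,t}\le3\log n+4+\log_+\bar Z-n\,\mathcal E .
\end{equation}
\end{proposition}

\begin{proof}
Let $\zeta_i$ be the eigenvalues of $T$ and $\nu_i=\delta_{\zeta_i}*\nu_\epsilon$. The sub-mean inequality for $\log|\cdot|$, used once in each variable, gives $\log|\zeta_i-\zeta_j|\le I(\nu_i,\nu_j)$. By Lemma~\ref{lem:potential}(a),
\[
\sum_{i\ne j}\log|\zeta_i-\zeta_j|\le n^2I(\mu_\epsilon)-n\bigl(\log\epsilon-\tfrac14\bigr)=n^2I(\mu_\epsilon)+n\log n+\tfrac n4 .
\]
By bilinearity $I(\mu_\epsilon)=2I(\sigma_s,\mu_\epsilon)-I(\sigma_s)-\mathcal E$. Apart from $\mathcal E$, which has a sign, the measure $\mu_\epsilon$ now enters linearly. By Lemma~\ref{lem:potential}(b), $1-s^2\ge\frac1n$, and Fubini,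
\[
I(\sigma_s,\mu_\epsilon)=\int U^{\sigma_s}*\nu_\epsilon\,d\mu\le\int U^{\sigma_s}\,d\mu+\frac1{4n}=\int\tfrac1n\log|\det(\zeta-T)|\,d\sigma_s(\zeta)+\frac1{4n} .
\]
Let $Z(\zeta)=|\det(\zeta-T)|^2e^{-n(V_s(\zeta)-1)}/(17n^2)$ and $\bar Z=\int Z\,d\sigma_s$. By Corollary~\ref{cor:moment}, $\mathbb E\bar Z\le1$. By Jensen's inequality $\int\log Z\,d\sigma_s\le\log_+\bar Z$, and with Lemma~\ref{lem:potential}(a)
\[
\int\tfrac1n\log|\det(\zeta-T)|\,d\sigma_s=\int\tfrac12(V_s-1)\,d\sigma_s+\frac{\log(17n^2)}{2n}+\frac1{2n}\int\log Z\,d\sigma_s\le-\frac14+\frac{\log(17n^2)+\log_+\bar Z}{2n} .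
\]
Using $I(\sigma_s)=-\frac14$ we obtain
\[
I(\mu_\epsilon)\le-\tfrac14+\tfrac1n\bigl(\log(17n^2)+\log_+\bar Z\bigr)+\tfrac1{2n}-\mathcal E .
\]
Since $\log|\operatorname{disc}(S_t)|=\frac N2\log n+\sum_{i\ne j}\log|\zeta_i-\zeta_j|$, we have
\[
NF_{n,t}=\sum_{i\ne j}\log|\zeta_i-\zeta_j|+\tfrac{n^2-n}4\le n\bigl(\log(17n^2)+\log_+\bar Z+\log n+\tfrac12\bigr)-n^2\mathcal E .
\]
Divide by $n$ and use $\log17+\frac12<4$.
\end{proof}

\section{Proofs of the theorems}\label{sec:proofs}

\begin{proof}[Proof of Theorem~\ref{thm:main}]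
By \eqref{eq:upper}, $\mathcal E\ge0$ and $\mathbb E\log_+\bar Z\le\mathbb E\bar Z\le1$, we have $\mathbb E(F_{n,t})_+\le\frac{3\log n+5}{n-1}$. With Proposition~\ref{prop:lower},
\begin{equation}\label{eq:uniform}
\mathbb E|F_{n,t}|=2\,\mathbb E(F_{n,t})_+-\mathbb EF_{n,t}\le C\,\frac{\log n}n\qquad\text{uniformly in }t\in[0,1].
\end{equation}
Lemma~\ref{lem:reduction} transfers this to $F_n(\lambda)$ for every $\lambda\in\mathbb C$. The function $F_n$ is jointly Borel in $(\lambda,A_n,B_n)$, so Tonelli gives $\mathbb E\int_K|F_n|\,dx\,dy\le C|K|\log n/n$, and Markov's inequality gives the stated bound.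

If the conjecture also holds with $c_n'$, take a compact $K$ with $|K|>0$. The deterministic number $|K|\,|c_n-c_n'|$ is bounded by the sum of two variables tending to $0$ in probability, so it tends to $0$. Conversely, if $c_n'-c_n\to0$, then replacing $c_n$ by $c_n'$ changes $F_n$ by a constant tending to $0$.
\end{proof}

\begin{proof}[Proof of Theorem~\ref{thm:complements}]
(a) For real $\lambda$ we have $t=1$, and \eqref{eq:t1} gives $\mathbb EF_n(\lambda)=(n\log n+O(n))/N=\frac{\log n}n+O(\frac1n)$. As $\mathbb E|F_n|\ge\mathbb EF_n$, the order $\log n/n$ in Theorem~\ref{thm:main} is attained.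

(b) By Lemma~\ref{lem:reduction} and homogeneity, the variable inside the absolute value has the law of $F_{n,t}$ with $t=|\sum_l\lambda_l^2|/\|\lambda\|^2\in[0,1]$. Apply \eqref{eq:uniform}.
\end{proof}

\begin{proof}[Proof of Theorem~\ref{thm:Lp}]
Let $p\ge2$ and $t<1$. Burkholder's inequality \cite{Burkholder} states that for a martingale difference sequence and $1<p<\infty$, $\|\sum d_k\|_p\le C_p\|(\sum d_k^2)^{1/2}\|_p$. By Minkowski's inequality in $L^{p/2}$ the right side is at most $C_p(\sum\|d_k\|_p^2)^{1/2}$. So \eqref{eq:Xmean} and \eqref{eq:Ymean} give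
\[
\|\mathcal M\|_p,\ \|\mathcal M'\|_p\le C_p\Big(\sum_{k\le n}k^2\Big)^{1/2}\le C_pn^{3/2} .
\]
If $Z\ge0$ and $\mathbb EZ\le1$, then $\mathbb P(\log_+Z>x)\le e^{-x}$ for $x>0$, so $\|\log_+Z\|_p\le C_p$; this applies to $W'$ and $\bar Z$. By Minkowski $\bigl\|\,\|S\|_F^2\,\bigr\|_p\le C_pn^2$. Now \eqref{eq:pathlower} bounds the negative part of $F_{n,t}$ and \eqref{eq:upper} the positive part:
\[
\|F_{n,t}\|_p\le C_p\Big(n^{-1/2}+n^{-1}\log\frac1{1-t^2}\Big).
\]
It remains to integrate over $\lambda$. Under stereographic projection $\omega$ is the normalized area of the unit sphere and $\eta=2y/(1+|\lambda|^2)$ is a Cartesian coordinate on it. By Archimedes' theorem $\eta$ is uniform on $[-1,1]$ under $\omega$. By \eqref{eq:tau}, $1-|\tau|^2=\eta^2$, so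
\[
\int\Big(\log\frac1{1-|\tau|^2}\Big)^pd\omega=\int_0^1\Big(2\log\frac1u\Big)^pdu<\infty .
\]
The real line, where $t=1$, is $\omega$-null. With Lemma~\ref{lem:reduction}, Tonelli gives $\mathbb E\int|F_n|^p\,d\omega\le C_pn^{-p/2}$.

For $p>2$ this is summable in $n$, so $\sum_n\int|F_n|^p\,d\omega<\infty$ almost surely, for any coupling. Apply this to all integers $p\ge3$ and use monotonicity of $L^p(\omega)$ norms. On compact sets Lebesgue measure is bounded by a multiple of $\omega$, which gives the last claim.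
\end{proof}

\begin{proof}[Proof of Theorem~\ref{thm:crossings}]
For $\lambda\ne0$ we have $\Delta_n(\lambda)=\lambda^N\operatorname{disc}(B_n+A_n/\lambda)$. So the coefficient of $\lambda^N$ in the polynomial $\Delta_n$ is $\operatorname{disc}(B_n)$, which is almost surely nonzero. Thus $\Delta_n$ has degree $N$, and $\mu_n$ is its normalized zero-counting measure, a probability measure. A direct computation gives $\frac1{2\pi}\nabla^2\frac12\log(1+|\lambda|^2)=\frac1{\pi(1+|\lambda|^2)^2}$, the density of $\omega$. The constant $c_n$ has zero Laplacian, so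
\[
\int\varphi\,d(\mu_n-\omega)=\frac1{2\pi}\int F_n\,\nabla^2\varphi\,dx\,dy\qquad(\varphi\in C_c^2).
\]
Theorem~\ref{thm:main} and Tonelli give the bound. For any coupling, on the almost sure event of Theorem~\ref{thm:Lp} we have $\int\varphi\,d\mu_n\to\int\varphi\,d\omega$ for all $\varphi\in C_c^2$, hence for all $\varphi\in C_c$ by uniform approximation. As $\mu_n$ and $\omega$ are probability measures, no mass escapes and the convergence is weak.
\end{proof}

\begin{proof}[Proof of Theorem~\ref{thm:elliptic}]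
By Lemma~\ref{lem:reduction} we may take the matrix to be $T=S_t/\sqrt n$. With $s$, $\epsilon$, $\mu_\epsilon$, $\mathcal E$ as in Proposition~\ref{prop:upper}, taking expectations in \eqref{eq:upper} and using Proposition~\ref{prop:lower} gives $n\,\mathbb E\mathcal E\le3\log n+5-(n-1)\mathbb EF_{n,t}\le C\log n$, so $\mathbb E\mathcal E\le C\log n/n$. Let $h=U^{\mu_\epsilon-\sigma_s}$; by Lemma~\ref{lem:potential}(c), $\|\nabla h\|_{L^2}=\sqrt{2\pi\mathcal E}$, and by Cauchy--Schwarz
\[
\Big|\int\varphi\,d(\mu_\epsilon-\sigma_s)\Big|\le\frac1{2\pi}\|\nabla h\|_{L^2}\|\nabla\varphi\|_{L^2}=\|\nabla\varphi\|_{L^2}\sqrt{\frac{\mathcal E}{2\pi}},\qquad\mathbb E\sqrt{\mathcal E}\le\sqrt{\mathbb E\mathcal E} .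
\]
Smearing moves points by at most $\epsilon$, so $|\int\varphi\,d(\mu-\mu_\epsilon)|\le\|\nabla\varphi\|_\infty/n$. Coupling $\sigma_s$ and $\sigma_t$ through the unit disc moves points by at most $|t-s|\le\frac1n$, so $|\int\varphi\,d(\sigma_s-\sigma_t)|\le\|\nabla\varphi\|_\infty/n$. Add the three bounds.
\end{proof}

\begin{thebibliography}{9}

\bibitem{Burkholder}
D.~L. Burkholder, \emph{Distribution function inequalities for martingales}, Ann. Probab. \textbf{1} (1973).

\bibitem{GT}
Gilbarg and Trudinger, \emph{Elliptic PDE of Second Order}.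

\bibitem{Shapiro}
B.~Shapiro, \emph{Level Crossing in Random Matrices. III. Analogs of Girko's circular and Wigner's semicircle laws}, arXiv:2604.25785 (2026).

\end{thebibliography}

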